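\title{Uniqueness of the invariant measure of the white-noise-driven bilinear elasto-plastic oscillator}

\begin{abstract}
The bilinear elasto-plastic oscillator driven by white noise is a three-dimensional Markov process (displacement, velocity, elastic deformation) defined by a stochastic variational inequality. Only the velocity is forced, and the plastic deformation is conserved as long as the material stays elastic. We prove that the process has at most one invariant probability measure whenever the drift of the velocity is Lipschitz. Under dissipativity conditions there is exactly one, and the transition probabilities converge to it exponentially fast in a weighted total variation norm. The invariant measure is equivalent to an explicit measure, made of volume in the elastic region and area on two plastic half-planes; the semigroup is not strong Feller; and the convergence is no faster than exponential. The proof removes the drift by Girsanov's theorem, splits the Brownian path into finitely many Gaussian coordinates and an independent remainder,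 and places these coordinates in a plastic and an elastic time window, where they translate the final state exactly.
\end{abstract}

\section{The oscillator and the question}\label{sec:intro}

\subsection{The model}

Fix constants $k>0$, $\alpha\in(0,1)$, $b>0$, $\sigma>0$, a Lipschitz function $f:\mathbb R^2\to\mathbb R$ and a standard one-dimensional Wiener process $W$. The white-noise-driven bilinear elasto-plastic oscillator is
\[
\ddot X+k\alpha X+k(1-\alpha)Z=f(X,\dot X)+\sigma\dot W ,
\]
where $X$ is the displacement, $k\alpha X+k(1-\alpha)Z$ is the restoring force, and the \emph{elastic deformation} $Z$ follows the displacement as far as the constraint $|Z|\le b$ permits. With $Y=\dot X$ and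
\begin{equation}\label{eq:F}
F(x,y,z)=f(x,y)-k(1-\alpha)z-k\alpha x ,
\end{equation}
the precise model is a stochastic variational inequality for $\mathbf X_t=(X_t,Y_t,Z_t)$ with values in $\bar{\mathcal D}=\mathbb R^2\times[-b,b]$:
\begin{equation}\label{eq:svi}
\begin{gathered}
dX=Y\,dt,\qquad dY=F(X,Y,Z)\,dt+\sigma\,dW,\\
|Z|\le b,\qquad (\dot Z-Y)(\phi-Z)\ge0\quad\text{for all }|\phi|\le b .
\end{gathered}
\end{equation}
Here $Z$ is absolutely continuous and the last inequality is required for almost every $t$. Concretely, $dZ=Y\,dt$ when $|Z|<b$, and also when $|Z|=b$ and $\operatorname{sign}(Z)Y<0$, in which case the process leaves the boundary; and $dZ=0$ when $|Z|=b$ and $\operatorname{sign}(Z)Y\ge0$.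

The quantity that organizes the whole paper is the \emph{plastic deformation}
\[
\Delta_t=X_t-Z_t,\qquad \Delta(\mathbf x)=x-z\quad\text{for }\mathbf x=(x,y,z).
\]
In the elastic phase $dZ=dX$, so $\Delta$ is constant and the restoring force changes by $k$ per unit of displacement. In the plastic phase $Z=\pm b$ is frozen, $d\Delta=Y\,dt$, and the restoring force changes by $k\alpha$ per unit of displacement. These two slopes are the reason for the word ``bilinear''.

The force $f$ is assumed to dissipate, in the following sense.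

\medskip
\noindent\textbf{Hypothesis (H).} There are real constants $c_0,c_1,c_2,d_0,d_1,d_2$ with
\[
c_0>0,\qquad c_1\le k\alpha,\qquad c_2\ge0,\qquad d_0\ge c_0,\qquad d_1<k\alpha,\qquad d_2\ge0
\]
such that for all $x,y\in\mathbb R$
\[
y\,f(x,y)\le-c_0y^2+c_1xy+c_2,\qquad x\,f(x,y)\le-d_0xy+d_1x^2+d_2 .
\]
\medskip

Write $\mathcal D=\mathbb R^2\times(-b,b)$ and $\mathcal D^\pm=\mathbb R^2\times\{\pm b\}$. The solution of \eqref{eq:svi} is a Markov process (Proposition~\ref{prop:wp}). Let $P_t(\mathbf x,A)$ be the probability that $\mathbf X_t\in A$ when $\mathbf X_0=\mathbf x$, let $P_t\phi(\mathbf x)=\int\phi(\mathbf x')\,P_t(\mathbf x,d\mathbf x')$, and let $\nu P_t(A)=\int P_t(\mathbf x,A)\,\nu(d\mathbf x)$ for a finite signed measure $\nu$. A probability measure $\mu$ on $\bar{\mathcal D}$ is \emph{invariant} if $\mathbf X_0\sim\mu$ implies $\mathbf X_t\sim\mu$ for all $t\ge0$, that is, if $\mu P_t=\mu$ for all $t\ge0$.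

It is known, via a Lyapunov function argument, that under (H) the process has an invariant probability measure. The question, which comes from \cite{GIW}, is:
\begin{quote}
\emph{Is the invariant probability measure of $\mathbf X$ unique under these assumptions?}
\end{quote}
The difficulty is that the noise is degenerate, since only $Y$ is forced, and that the hysteresis makes the drift non-smooth; this precludes the application of the standard ergodic theory of diffusions.

\subsection{Which answer to expect}

The simplest admissible force is linear friction, $f(x,y)=-c_0y$, which satisfies (H) with $c_1=d_1=0$, $d_0=c_0$, $c_2=d_2=0$. With this force, two neighboring models have many invariant measures, and in both the plastic deformation is the label.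

\begin{example}[No noise]\label{ex:nonoise}
Let $f=-c_0y$ and $\sigma=0$. Every point $(x,0,z)$ with $\alpha x+(1-\alpha)z=0$ and $|z|\le b$ satisfies $F=0$, so it is a fixed point of \eqref{eq:svi} and carries an invariant Dirac mass. At such a point $\Delta=-z/\alpha$: there is one equilibrium for each $\Delta\in[-b/\alpha,b/\alpha]$.
\end{example}

\begin{example}[No yielding]\label{ex:noyield}
Let $f=-c_0y$, $\sigma>0$, and remove the constraint ($b=\infty$). Then $dZ=Y\,dt$ always, every plane $\{\Delta=\Delta_0\}$ is invariant, and on it $dY=[-c_0Y-k(X-\bar x)]\,dt+\sigma\,dW$ with $\bar x=(1-\alpha)\Delta_0$. This linear equation has the invariant Gaussian density $p\propto\exp\big(-c_0\sigma^{-2}(y^2+k(x-\bar x)^2)\big)$: in the stationary Fokker--Planck equation the terms $-y\,\partial_xp+k(x-\bar x)\,\partial_yp$ cancel, and $c_0yp+\frac{\sigma^2}2\partial_yp=0$. There is one invariant measure for each $\Delta_0\in\mathbb R$.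
\end{example}

The second example shows what happens inside $\mathcal D$ for every $b$ and every $F$: the vector fields $\partial_y$ and $y(\partial_x+\partial_z)+F\partial_y$ both annihilate $x-z$, so the noise spreads the law along the planes $\{\Delta=\text{const}\}$ and never across them. If the invariant measure is unique, then, the reason has to be found on the boundary. There $d\Delta=Y\,dt$, and $Y$ is random. Since the noise can push the velocity in either direction for as long as needed, the process can reach both faces $\mathcal D^\pm$ from anywhere and change $\Delta$ by any amount. One therefore guesses that the answer is yes, and that noise and yielding together are all that uniqueness needs. This is what we prove.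

\subsection{Results}

Throughout, $|\cdot|$ is the max-norm on $\mathbb R^d$, $\|\cdot\|$ is the sup norm of a path, and $\mathcal L^d$ is Lebesgue measure on $\mathbb R^d$.

\begin{theorem}[Uniqueness]\label{thm:A}
Let $\sigma>0$ and let $F$ be any globally Lipschitz function on $\bar{\mathcal D}$, with no sign condition. Then the solution $\mathbf X$ of \eqref{eq:svi} has at most one invariant probability measure. If $F$ is given by \eqref{eq:F} and \textup{(H)} holds, it has exactly one.
\end{theorem}

\begin{theorem}[Exponential convergence]\label{thm:B}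
Let $F$ be given by \eqref{eq:F}, assume \textup{(H)}, and let $\mu$ be the invariant probability measure. Put $\varepsilon_0=c_0/2$ and
\[
V(x,y)=\tfrac12y^2+\varepsilon_0xy+\tfrac12(k\alpha-c_1+\varepsilon_0d_0)x^2 .
\]
This quadratic form is positive definite. For $U=V$, and for $U=e^{\delta V}$ with $\delta>0$ small, we have $\int U\,d\mu<\infty$, and there are $C,\gamma>0$ such that
\[
\sup_{|\phi|\le1+U}\Big|P_t\phi(\mathbf x)-\int\phi\,d\mu\Big|\le C\,(1+U(\mathbf x))\,e^{-\gamma t}\qquad(t\ge0,\ \mathbf x\in\bar{\mathcal D}),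
\]
where the supremum is over Borel functions $\phi$.
\end{theorem}

To describe $\mu$ we need a reference measure. The process can spend time in $\mathcal D$, on the half of $\mathcal D^+$ where $y>0$, and on the half of $\mathcal D^-$ where $y<0$; it leaves the other two half-planes at once. Accordingly, let
\[
\mathcal S=\mathcal D\ \cup\ \{(x,y,b):y>0\}\ \cup\ \{(x,y,-b):y<0\},
\]
call these three sets the \emph{pieces} of $\mathcal S$, and let $m$ be the measure on $\bar{\mathcal D}$ that equals $\mathcal L^3$ on $\mathcal D$, equals $\mathcal L^2(dx\,dy)$ on the two half-planes, and vanishes off $\mathcal S$. The shear $(\Delta,y,z)\mapsto(\Delta+z,y,z)$ preserves each of these Lebesgue measures, so in the coordinates $(\Delta,y,z)$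
\begin{equation}\label{eq:product}
m=\mathcal L^1\otimes\bar m,\qquad \bar m=\mathcal L^2|_{\mathbb R\times(-b,b)}+\mathcal L^1|_{\{y>0\}}\otimes\delta_b+\mathcal L^1|_{\{y<0\}}\otimes\delta_{-b}.
\end{equation}
In particular every plane $\{\Delta=\text{const}\}$ is $m$-null. Recall that $P_t$ is \emph{Feller} if it maps bounded continuous functions to continuous functions, and \emph{strong Feller} if it maps all bounded Borel functions to continuous functions.

\begin{theorem}[Structure]\label{thm:C}
Let $\sigma>0$ and let $F$ be any globally Lipschitz function on $\bar{\mathcal D}$.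
\begin{enumerate}
\item[(i)] Any invariant probability measure $\mu$ is equivalent to $m$. In particular $\operatorname{supp}\mu=\bar{\mathcal D}$ and $\mu(\mathcal D^\pm)>0$.
\item[(ii)] For $\mathbf x\in\mathcal D$ and all $t>0$, the measure $P_t(\mathbf x,\cdot)$ is not absolutely continuous with respect to $m$. If $\mu$ is an invariant probability measure, there are $c,\kappa>0$, depending on $\mathbf x$, such that $\sup_A|P_t(\mathbf x,A)-\mu(A)|\ge ce^{-\kappa t}$ for all $t>0$. So the exponential order in Theorem~\ref{thm:B} cannot be improved.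
\item[(iii)] $P_t$ is not strong Feller for any $t>0$.
\end{enumerate}
\end{theorem}

Except in Section~\ref{sec:rate}, $F$ is an arbitrary Lipschitz function on $\bar{\mathcal D}$, with Lipschitz constant $C_F$.

\section{One time window, by hand}\label{sec:window}

Two invariant measures are excluded once all the transition probabilities $P_s(\mathbf x,\cdot)$ charge the same sets. So we look for lower bounds of $P_s(\mathbf x,\cdot)$ by a piece of $m$. This section shows where such a bound comes from, in the case $F=0$ and on the time interval $[0,1]$. Then $Y=y+\sigma B$ with $B$ a Brownian motion, the pair $(Y,Z)$ does not see $X$, and $\Delta$ is a passive counter.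

While the process stays in one phase, its state at time $1$ depends on $B$ only through the two numbers
\[
\xi_1=\sigma\int_0^1B_r\,dr,\qquad \xi_2=\sigma B_1 .
\]
They form a centered Gaussian vector with covariance $\sigma^2\begin{pmatrix}1/3&1/2\\1/2&1\end{pmatrix}$, whose determinant is $\sigma^4/12$, so $\xi=(\xi_1,\xi_2)$ has a continuous positive density $g$. But staying in one phase is an event that involves the whole path, and we need a lower bound for the density of $\xi$ \emph{on that event}. The remedy is to split off from the path a part that is independent of $\xi$. Let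
\[
h_1(t)=6t(1-t),\qquad h_2(t)=3t^2-2t,\qquad B^\perp=\sigma B-\xi_1h_1-\xi_2h_2 .
\]
From $\operatorname{Cov}(B_t,B_1)=t$ and $\operatorname{Cov}(B_t,\int_0^1B)=t-t^2/2$ we get
\[
\sigma^{-2}\operatorname{Cov}(B^\perp_t,\xi_1)=t-\tfrac{t^2}2-\tfrac13h_1(t)-\tfrac12h_2(t)=0,\qquad
\sigma^{-2}\operatorname{Cov}(B^\perp_t,\xi_2)=t-\tfrac12h_1(t)-h_2(t)=0 ,
\]
and jointly Gaussian uncorrelated variables are independent. So $B^\perp$ is independent of $\xi$. Since $\|h_1\|=\frac32$ and $\|h_2\|=1$, we have $\|\sigma B\|<\frac72\epsilon$ on the event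
\[
\mathcal T_\epsilon=\{\|B^\perp\|<\epsilon\}\cap\{|\xi|<\epsilon\}.
\]
This event is a product. Its first factor has probability $q_\epsilon>0$, because $|\xi|\le\|\sigma B\|$ gives $\|B^\perp\|\le\frac72\|\sigma B\|$ and Brownian motion stays in any neighborhood of $0$ with positive probability.

\emph{A plastic window.} Start at $(x,1,b)$ and take $\epsilon=\frac14$. On $\mathcal T_\epsilon$ we have $Y>\frac18$, so $Z\equiv b$, $d\Delta=Y\,dt$ and
\[
(\Delta_1,Y_1,Z_1)=(\Delta_0+1+\xi_1,\ 1+\xi_2,\ b).
\]
By independence, the probability that $\mathbf X_1\in A$ is at least $q_\epsilon\cdot\inf_{|\xi|<\epsilon}g\cdot m(A\cap N)$, where $N=\{z=b,\ |\Delta-\Delta_0-1|<\frac14,\ |y-1|<\frac14\}$. The noise has reached the plastic deformation.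

\emph{An elastic window.} Start at $(x,0,0)$ and take $\epsilon=\frac27b$. On $\mathcal T_\epsilon$ we have $|\int_0^tY|<b$ for $t\le1$, so $dZ=Y\,dt$ and
\[
(\Delta_1,Y_1,Z_1)=(\Delta_0,\ \xi_2,\ \xi_1).
\]
Now the same coordinate $\xi_1$ moves $Z$, and the law of $\mathbf X_1$ puts positive mass on the $m$-null plane $\{\Delta=\Delta_0\}$. This is the origin of parts (ii) and (iii) of Theorem~\ref{thm:C}.

A plastic window followed by an elastic window moves all three of $\Delta,Z,Y$. To turn this into a proof, four things must be added.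
\begin{enumerate}
\item The drift $F$ feeds every perturbation back into the velocity and destroys the exact formulas above. Girsanov's theorem reduces the problem to $F=0$, at the price of squaring the lower bound (Section~\ref{sec:girsanov}).
\item The perturbation used in the first window must leave no trace on $Y$ and $Z$ afterwards, so it must be supported in that window. This calls for a splitting along general directions $h_i$ (Section~\ref{sec:split}).
\item The time $s$ and the target $N$ must be the same for all starting points. This calls for steering (Section~\ref{sec:steer}) and for care with the order of the small constants (Section~\ref{sec:lower}).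
\item The squared bound must be shown to suffice, both for uniqueness (Section~\ref{sec:unique}) and for the rate (Section~\ref{sec:rate}).
\end{enumerate}

\section{Tools}\label{sec:tools}

\subsection{The stop operator}

The second line of \eqref{eq:svi} determines $Z$ from the velocity path, one realization at a time.

\begin{lemma}\label{lem:stop}
Let $Y\in C[0,T]$ and $|z|\le b$. There is a unique absolutely continuous $Z=\Gamma_z(Y)$ on $[0,T]$ with $Z_0=z$, $|Z|\le b$, and $(\dot Z-Y)(\phi-Z)\ge0$ for almost every $t$ and all $|\phi|\le b$. Moreover: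
\begin{enumerate}
\item[(a)] For almost every $t$: if $|Z_t|<b$ then $\dot Z_t=Y_t$, and if $|Z_t|=b$ then $\dot Z_t=0$ and $\operatorname{sign}(Z_t)Y_t\ge0$.
\item[(b)] If $Z'=\Gamma_{z'}(Y')$, then $|Z_t-Z'_t|\le|z-z'|+\int_0^t|Y_r-Y'_r|\,dr$.
\item[(c)] The restriction of $Z$ to $[r,t]$ depends only on $Z_r$ and $Y|_{[r,t]}$.
\item[(d)] If $Y\ge0$ on $[r,t]$, then $Z_u=\min(b,Z_r+\int_r^uY)$ for $u\in[r,t]$. If $Y\le0$ on $[r,t]$, then $Z_u=\max(-b,Z_r+\int_r^uY)$. If $Z_r+\int_r^uY\in[-b,b]$ for all $u\in[r,t]$, then $Z_u=Z_r+\int_r^uY$ there.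
\item[(e)] $\Gamma_{-z}(-Y)=-\Gamma_z(Y)$.
\end{enumerate}
\end{lemma}

\begin{proof}
The inequality says that $Y-\dot Z$ lies in $\partial I_{[-b,b]}(Z)$, the subdifferential of the indicator function of $[-b,b]$, which is $\{0\}$ for $|Z|<b$, $[0,\infty)$ for $Z=b$ and $(-\infty,0]$ for $Z=-b$. The inclusion $\dot Z+\partial I_{[-b,b]}(Z)\ni Y$, $Z_0=z$, has a solution in $W^{1,2}(0,T)$ by the theory of maximal monotone operators \cite{Brezis}. Uniqueness follows from (b), whose proof uses only absolute continuity.

(a) Let $t\in(0,T)$ be a point of differentiability at which the inequality holds. If $|Z_t|<b$, then $\phi-Z_t$ takes both signs, which forces $\dot Z_t=Y_t$. If $Z_t=b$, then $t$ is a maximum point, so $\dot Z_t=0$, and $\phi=-b$ gives $2bY_t\ge0$. If $Z_t=-b$, then $t$ is a minimum point and $\phi=b$ gives $-2bY_t\ge0$.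

(b) Take $\phi=Z'_t$ in the inequality for $Z$ and $\phi=Z_t$ in the inequality for $Z'$, and add. With $D=Z-Z'$ this gives $D\dot D\le D\,(Y-Y')$ almost everywhere. For $\eta>0$, $\frac d{dt}\sqrt{D^2+\eta}=D\dot D/\sqrt{D^2+\eta}\le|Y-Y'|$. Integrate and let $\eta\to0$.

(c) The restriction solves the same problem on $[r,t]$ with initial value $Z_r$, and that problem has one solution.

(d), (e) By uniqueness it is enough to check that the right-hand sides solve the problem. If $Y\ge0$, the function $u\mapsto Z_r+\int_r^uY$ is nondecreasing; before it reaches $b$ the candidate has derivative $Y$, and afterwards it equals $b$ and $(0-Y)(\phi-b)\ge0$. In the third formula the derivative is $Y$ throughout. For (e), replace $\phi$ by $-\phi$; the second formula of (d) follows from the first and (e).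
\end{proof}

Given $\mathbf x=(x,y,z)\in\bar{\mathcal D}$ and a continuous path $Y$ with $Y_0=y$, we call $(x+\int_0^tY,\,Y_t,\,\Gamma_z(Y)_t)$ the \emph{trajectory driven by $Y$ from $\mathbf x$}. Along it $\Delta_t=\Delta_0+\int_0^t(Y-\dot Z)$, so $\Delta$ is constant on every interval on which $|Z|<b$. Let $\mathbf X,\hat{\mathbf X}$ be the trajectories driven by $Y,\hat Y$ from $\mathbf x,\mathbf x_0$ on $[0,s]$. By (b), both $\|X-\hat X\|$ and $\|Z-\hat Z\|$ are at most $|\mathbf x-\mathbf x_0|+s\|Y-\hat Y\|$. Hence
\begin{equation}\label{eq:stab}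
\|X-\hat X\|,\ \|Y-\hat Y\|,\ \|Z-\hat Z\|,\ \|\Delta-\hat\Delta\|\ \le\ L_s\big(|\mathbf x-\mathbf x_0|+\|Y-\hat Y\|\big),\qquad L_s=2(1+s).
\end{equation}

\subsection{Well-posedness}

Let $C_0[0,T]$ be the space of continuous real paths on $[0,T]$ that vanish at $0$.

\begin{proposition}\label{prop:wp}
For $\mathbf x\in\bar{\mathcal D}$ and $w\in C_0[0,T]$ the equation
\[
Y_t=y+\int_0^tF\Big(x+\int_0^rY,\ Y_r,\ \Gamma_z(Y)_r\Big)dr+\sigma w_t
\]
has a unique continuous solution, and the trajectory driven by it from $\mathbf x$ depends continuously on $(\mathbf x,w)$ in the sup norm. Consequently \eqref{eq:svi} has a unique solution, which is a continuous functional of $(\mathbf x,W)$ and a Markov process with Feller semigroup.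
\end{proposition}

\begin{proof}
Denote the right-hand side by $\Psi(Y)_t$, and by $\Psi'(Y')_t$ for data $(\mathbf x',w')$; let $\|\cdot\|_t$ be the sup norm on $[0,t]$. By Lemma~\ref{lem:stop}(b) the arguments of $F$ at time $r$ differ by at most $|\mathbf x-\mathbf x'|+(1+T)\|Y-Y'\|_r$, so
\[
\|\Psi(Y)-\Psi'(Y')\|_t\le(1+C_FT)|\mathbf x-\mathbf x'|+\sigma\|w-w'\|_T+C_F(1+T)\int_0^t\|Y-Y'\|_r\,dr .
\]
For equal data, the $n$-th iterate of $\Psi$ has Lipschitz constant at most $(C_F(1+T)T)^n/n!$, so $\Psi$ has exactly one fixed point. For different data, Gronwall's inequality and \eqref{eq:stab} give the continuity. The solution on $[0,t]$ depends only on $w|_{[0,t]}$, so $\mathbf X$ is adapted to the filtration of $W$. By Lemma~\ref{lem:stop}(c) and uniqueness, $(\mathbf X_{r+t})_{t\ge0}$ is the solution with initial point $\mathbf X_r$ and noise $W_{r+\cdot}-W_r$, which is independent of the past; this is the Markov property. The Feller property follows from continuity in $\mathbf x$ and dominated convergence.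
\end{proof}

We write $\mathbb P_{\mathbf x}$ for the law of the path $\mathbf X$ started at $\mathbf x$, and $(\mathcal F_t)$ for the canonical filtration of the path space.

\subsection{Removing the drift}\label{sec:girsanov}

The \emph{reference process} is the trajectory driven from $\mathbf x$ by $Y=y+\sigma B$, with $B$ a Brownian motion; it is the solution for $F=0$. Let $\mathbb Q_{\mathbf x}$ be its law. The reference path and $B=(Y-y)/\sigma$ determine each other, so we use $\mathbb Q_{\mathbf x}$ also for events described in terms of $B$, and drop the subscript when the probability depends only on the law of $B$.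

We recall two facts. Let $\vartheta_t=\vartheta(t,B)$ be a progressively measurable functional of $B$ with $|\vartheta_t|\le C(1+\sup_{r\le t}|B_r|)$ on $[0,T]$. Bene\v s's criterion \cite[Cor.~3.5.16]{KS} states that $\exp(\int_0^T\vartheta\,dB-\frac12\int_0^T\vartheta^2dr)$ has expectation $1$. Girsanov's theorem then states that $B-\int_0^\cdot\vartheta\,dr$ is a Brownian motion on $[0,T]$ under the probability measure having this density.

\begin{lemma}\label{lem:girsanov}
Let $T>0$, $\mathbf x\in\bar{\mathcal D}$ and
\[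
M_T=\exp\Big(\sigma^{-1}\int_0^TF(\mathbf X_r)\,dB_r-\tfrac12\sigma^{-2}\int_0^TF(\mathbf X_r)^2\,dr\Big)
\]
along the reference process.
\begin{enumerate}
\item[(a)] $\mathbb P_{\mathbf x}(\mathcal E)=E_{\mathbb Q_{\mathbf x}}[M_T\mathbf 1_{\mathcal E}]$ for every Borel set $\mathcal E\subset C([0,T];\bar{\mathcal D})$. In particular $\mathbb P_{\mathbf x}$ and $\mathbb Q_{\mathbf x}$ are equivalent on $[0,T]$.
\item[(b)] If $\mathcal E\subset\{\sup_{[0,T]}|Y|\le R\}$, then $\mathbb P_{\mathbf x}(\mathcal E)\ge e^{-\Lambda^2T/\sigma^2}\,\mathbb Q_{\mathbf x}(\mathcal E)^2$, where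
\[
\Lambda=\sup\{|F(x',y',z')|:\ |x'|\le|x|+RT,\ |y'|\le R,\ |z'|\le b\}.
\]
\end{enumerate}
\end{lemma}

\begin{proof}
(a) On $[0,T]$ the reference process satisfies $|Y_t|\le|y|+\sigma\sup_{r\le t}|B_r|$, $|X_t|\le|x|+T(|y|+\sigma\sup_{r\le t}|B_r|)$ and $|Z_t|\le b$. A Lipschitz function has linear growth, so $\vartheta=\sigma^{-1}F(\mathbf X)$ satisfies Bene\v s's condition. Under $M_T\,\mathbb Q_{\mathbf x}$ the process $\tilde W=B-\sigma^{-1}\int_0^\cdot F(\mathbf X_r)\,dr$ is a Brownian motion, and $Y_t=y+\int_0^tF(\mathbf X_r)\,dr+\sigma\tilde W_t$. By Proposition~\ref{prop:wp}, $\mathbf X$ is the solution functional evaluated at $(\mathbf x,\tilde W)$, so its law is $\mathbb P_{\mathbf x}$. Equivalence holds because $M_T>0$.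

(b) The density $M_T$ contains a stochastic integral and has no pointwise lower bound, but $M_T^{-1}$ has a bounded mean on $\mathcal E_R=\{\sup_{[0,T]}|Y|\le R\}$. Write $\mathbf 1_{\mathcal E}=M_T^{1/2}\mathbf 1_{\mathcal E}\cdot M_T^{-1/2}\mathbf 1_{\mathcal E_R}$. The Cauchy--Schwarz inequality and (a) give $\mathbb Q_{\mathbf x}(\mathcal E)^2\le\mathbb P_{\mathbf x}(\mathcal E)\,E_{\mathbb Q_{\mathbf x}}[M_T^{-1}\mathbf 1_{\mathcal E_R}]$. Let $F^R_t=F(\mathbf X_t)\mathbf 1\{\sup_{r\le t}|Y_r|\le R\}$, which is the integrand $F(\mathbf X)$ switched off when $|Y|$ first exceeds $R$, and which satisfies $|F^R|\le\Lambda$. Almost surely on $\mathcal E_R$,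
\[
M_T^{-1}=\exp\Big(-\sigma^{-1}\int_0^TF^R\,dB-\tfrac12\sigma^{-2}\int_0^T(F^R)^2dr\Big)\cdot\exp\Big(\sigma^{-2}\int_0^T(F^R)^2dr\Big).
\]
The first factor has expectation $1$, since its integrand is bounded, and the second is at most $e^{\Lambda^2T/\sigma^2}$.
\end{proof}

\subsection{Splitting the Brownian path}\label{sec:split}

We shall use the support property of Wiener measure: every nonempty open subset of $C_0[0,s]$ has positive probability under the law of $\sigma B$.

\begin{lemma}\label{lem:split}
Let $h_1,\dots,h_n\in C^2[0,s]$ be linearly independent with $h_i(0)=0$. There is a continuous linear map $\ell:C_0[0,s]\to\mathbb R^n$ such that, with $\pi\psi=\psi-\sum_i\ell_i(\psi)h_i$, $\xi=\ell(\sigma B)$ and $B^\perp=\pi(\sigma B)$: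
\begin{enumerate}
\item[(a)] $\sigma B=B^\perp+\sum_i\xi_ih_i$;
\item[(b)] $\xi$ has a continuous positive density $g$ on $\mathbb R^n$;
\item[(c)] $B^\perp$ and $\xi$ are independent;
\item[(d)] $\mathbb Q(\|B^\perp-\pi\psi\|<\eta)>0$ for all $\psi\in C_0[0,s]$ and $\eta>0$.
\end{enumerate}
\end{lemma}

\begin{proof}
If $\sum a_ih_i'=0$, then $\sum a_ih_i$ is constant and vanishes at $0$, so $a=0$. Hence the Gram matrix $G_{ij}=\int_0^sh_i'h_j'$ is invertible. For a smooth path $\psi$, the orthogonal projection onto the span of the $h_i$ for the inner product $\int\psi_1'\psi_2'$ has coefficients $G^{-1}(\int h_i'\psi')_i$. Integrating by parts gives a formula that makes sense for every $\psi\in C_0[0,s]$: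
\[
\ell(\psi)=G^{-1}\Big(h_i'(s)\psi(s)-\int_0^s\psi\,h_i''\Big)_{1\le i\le n}.
\]
This map is linear and continuous in the sup norm, and so is $\pi$. Part (a) is the definition of $\pi$. Let $I_j=\int_0^sh_j'\,dB$. Integration by parts in the Wiener integral gives $\xi=\sigma G^{-1}I$. As $I$ is centered Gaussian with covariance $G$, the vector $\xi$ is centered Gaussian with covariance $\sigma^2G^{-1}$, which gives (b). Next,
\[
\operatorname{Cov}(\sigma B_t,I_j)=\sigma\int_0^th_j'=\sigma h_j(t),\qquad
\operatorname{Cov}\Big(\sum_i\xi_ih_i(t),I_j\Big)=\sigma\sum_ih_i(t)(G^{-1}G)_{ij}=\sigma h_j(t),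
\]
so $\operatorname{Cov}(B^\perp_t,I_j)=0$ for all $t,j$. The family $(B^\perp,I)$ is jointly Gaussian, and (c) follows. For (d), the set $\{\psi_1:\|\pi\psi_1-\pi\psi\|<\eta\}$ is open in $C_0[0,s]$ and contains $\psi$.
\end{proof}

\subsection{Steering}\label{sec:steer}

\begin{lemma}\label{lem:steer}
For every $\mathbf x_0\in\bar{\mathcal D}$, $\Delta'\in\mathbb R$ and $z'\in[-b,b]$ there is a continuous velocity path on $[0,3]$, starting at $y_0$, such that the trajectory driven by it from $\mathbf x_0$ ends with $(\Delta_3,Y_3,Z_3)=(\Delta',0,z')$.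
\end{lemma}

\begin{proof}
On $[0,1]$ let $Y$ go linearly from $y_0$ to $0$, and let $(\Delta_1,0,z_1)$ be the resulting values of $(\Delta,Y,Z)$. On each of $[1,2]$ and $[2,3]$ let $Y$ be a multiple of a nonnegative continuous bump that vanishes at the endpoints and has integral $1$; the multiple is the displacement of $X$, and Lemma~\ref{lem:stop}(d) gives $Z$. If $\Delta'>\Delta_1$, the first displacement is $(b-z_1)+(\Delta'-\Delta_1)$. Then $Z_2=b$, so $Z$ has absorbed $b-z_1$ and $\Delta_2=\Delta'$. The second displacement is $-(b-z')$; since $z'\ge-b$, it is absorbed entirely by $Z$, so $Z_3=z'$ and $\Delta_3=\Delta'$. If $\Delta'<\Delta_1$, the displacements are $-(b+z_1)-(\Delta_1-\Delta')$, which gives $Z_2=-b$ and $\Delta_2=\Delta'$, and then $b+z'$. If $\Delta'=\Delta_1$, they are $0$ and $z'-z_1$.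
\end{proof}

\section{A lower bound for the transition probabilities}\label{sec:lower}

\begin{proposition}\label{prop:key}
For every $p\in\mathcal S$ there are a time $s>0$ and a set $N\ni p$, contained and relatively open in the piece of $\mathcal S$ that contains $p$, with $0<m(N)<\infty$, both depending only on $p$, such that the following holds. For each $\mathbf x_0\in\bar{\mathcal D}$ there are $\rho,c,R>0$ with
\[
\mathbb Q_{\mathbf x}\Big(\mathbf X_s\in A,\ \sup_{[0,s]}|Y|\le R\Big)\ge c\,m(A\cap N)
\]
for all $\mathbf x\in\bar{\mathcal D}$ with $|\mathbf x-\mathbf x_0|<\rho$ and all Borel sets $A$.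
\end{proposition}

The plan is to choose a reference velocity path $\hat y$ that drives $\mathbf x_0$ to $p$ and passes through the required windows \emph{robustly}: all nearby paths from all nearby points must be in the same phase during the same window. Unlike in Section~\ref{sec:window}, the final state now depends on the starting point and on $B^\perp$ as well, through an offset. The Gaussian coordinates range over a cube of half-side $\epsilon$; if $\mathbf x$ and $B^\perp$ are confined to much smaller neighborhoods, the offset is known to within $\epsilon/2$, and all the translated cubes contain one fixed cube. That cube is $N$.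

\begin{proof}
By Lemma~\ref{lem:stop}(e) and the symmetry of $B$, the map $\mathbf x\mapsto-\mathbf x$ carries $\mathbb Q_{\mathbf x}$ to $\mathbb Q_{-\mathbf x}$. It preserves $m$ and exchanges the two half-planes. So we may assume that the piece $\mathcal S_p$ containing $p=(x_p,y_p,z_p)$ is $\mathcal D$ or $\{z=b,\ y>0\}$. Let $n=3$, $\Theta(\mathbf x)=(\Delta,z,y)$ in the first case and $n=2$, $\Theta(\mathbf x)=(\Delta,y)$ in the second. By \eqref{eq:product}, $\Theta$ is a homeomorphism of $\mathcal S_p$ onto an open subset of $\mathbb R^n$ that carries $m|_{\mathcal S_p}$ to $\mathcal L^n$. Put $\Delta_p=x_p-z_p$.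

\medskip
\noindent\emph{Step 1: reduction to a translation property.} Suppose we are given a time $s$, directions $h_1,\dots,h_n$ as in Lemma~\ref{lem:split}, and numbers $\epsilon,\rho,\eta>0$, all depending only on $p$, and for each $\mathbf x_0$ a continuous path $\hat y$ on $[0,s]$ that drives $\mathbf x_0$ to $p$. Let $\hat\psi=\hat y-y_0$, $\hat\xi=\ell(\hat\psi)$, $H=1+\sum_i\|h_i\|$ and $\bar\epsilon=\rho+\epsilon H$, and assume
\begin{equation}\label{eq:small0}
\eta\le\epsilon,\qquad \bar\epsilon\le1,\qquad L_s(2\rho+\eta)\le\epsilon/2 .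
\end{equation}
Call $(\mathbf x,\omega,\xi)\in\bar{\mathcal D}\times C_0[0,s]\times\mathbb R^n$ \emph{admissible} if $|\mathbf x-\mathbf x_0|<\rho$, $\|\omega-\pi\hat\psi\|<\eta$ and $|\xi-\hat\xi|<\epsilon$, and let $\mathbf X$ be the trajectory driven from $\mathbf x$ by $Y=y+\omega+\sum_i\xi_ih_i$. Since $\hat y=y_0+\pi\hat\psi+\sum_i\hat\xi_ih_i$,
\begin{equation}\label{eq:tube}
\|Y-\hat y\|\le\rho+\eta+|\xi-\hat\xi|\,(H-1)\le\bar\epsilon .
\end{equation}
We claim that the proposition follows from the property
\begin{itemize}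
\item[(T)] for all admissible $(\mathbf x,\omega,\xi)$, $\mathbf X_s\in\mathcal S_p$ and $\Theta(\mathbf X_s)=\mathbf a(\mathbf x,\omega)+\xi$, with $\mathbf a$ independent of $\xi$.
\end{itemize}
Indeed, take $\xi=\hat\xi$ in (T). Then $\mathbf a$ is continuous in $\omega$ by \eqref{eq:stab}, and $\|Y-\hat y\|\le\rho+\eta$ by \eqref{eq:tube}, so \eqref{eq:stab} and \eqref{eq:small0} give $|\mathbf a(\mathbf x,\omega)+\hat\xi-\Theta(p)|\le L_s(2\rho+\eta)\le\epsilon/2$. Therefore
\[
\Theta(p)+(-\tfrac\epsilon2,\tfrac\epsilon2)^n\ \subset\ \mathbf a(\mathbf x,\omega)+\hat\xi+(-\epsilon,\epsilon)^n\ \subset\ \Theta(\mathcal S_p).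
\]
Let $N\subset\mathcal S_p$ be the preimage under $\Theta$ of the cube on the left. It depends only on $p$, and $m(N)=\epsilon^n$. Under $\mathbb Q_{\mathbf x}$ the velocity is $y+B^\perp+\sum_i\xi_ih_i$. On the event that $(\mathbf x,B^\perp,\xi)$ is admissible, $\|Y\|\le R:=\|\hat y\|+1$. By the independence of $B^\perp$ and $\xi$,
\[
\begin{aligned}
\mathbb Q_{\mathbf x}\big(\mathbf X_s\in A,\|Y\|\le R\big)&\ge E_{\mathbb Q}\Big[\mathbf 1\{\|B^\perp-\pi\hat\psi\|<\eta\}\int_{|\xi-\hat\xi|<\epsilon}\mathbf 1\{\mathbf a(\mathbf x,B^\perp)+\xi\in\Theta(A\cap N)\}\,g(\xi)\,d\xi\Big]\\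
&\ge\mathbb Q\big(\|B^\perp-\pi\hat\psi\|<\eta\big)\cdot\inf_{|\xi-\hat\xi|<\epsilon}g(\xi)\cdot m(A\cap N).
\end{aligned}
\]
The constant is positive by Lemma~\ref{lem:split}(b),(d), and it depends on $\mathbf x_0$ but not on $\mathbf x$.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[xscale=1.35,yscale=1.1]
\fill[gray!20] (3,-1.2) rectangle (4,1.5);
\fill[gray!20] (7,-1.2) rectangle (8,1.5);
\draw[->] (0,0) -- (8.5,0) node[right] {$t$};
\draw[->] (0,-1.2) -- (0,1.7) node[above] {$\hat y$};
\draw[thick] (0,-0.6) -- (1,1) -- (4,1) -- (5,0);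
\draw[thick,domain=5:6,samples=30] plot (\x,{-0.5*(1-cos(360*(\x-5)))});
\draw[thick,domain=6:7,samples=30] plot (\x,{0.35*(1-cos(360*(\x-6)))});
\draw[thick] (7,0) -- (8,0.6);
\draw[dotted] (1,1) -- (1,-1.2);
\node[left] at (0,-0.6) {$y_0$};
\node[left] at (0,1) {$1$};
\node[right] at (8,0.6) {$y_p$};
\node[below] at (1,-1.2) {$1$};
\node[below] at (3,-1.2) {$t_1$};
\node[below] at (4,-1.2) {$t_1+1$};
\node[below] at (7,-1.2) {$s-\theta$};
\node[below] at (8,-1.2) {$s$};
\node at (2,0.5) {\small saturate};
\node at (5.5,1.2) {\small steer};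
\node[above] at (3.5,1.5) {\small plastic: $h_1$};
\node[above] at (7.5,1.5) {\small elastic: $h_2,h_3$};
\end{tikzpicture}
\caption{The reference velocity path $\hat y$ for a target $p$ with $|z_p|<b$ (schematic). A long stretch at velocity $1$ forces $Z=b$ whatever the starting point. In the first shaded window $Z=b$, and a perturbation $\xi_1h_1$ of the velocity shifts the final plastic deformation by $\xi_1$. In the second shaded window $|Z|<b$, and perturbations $\xi_2h_2$, $\xi_3h_3$ shift the final values of $Z$ and $Y$ by $\xi_2$ and $\xi_3$.}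
\label{fig:path}
\end{figure}

\medskip
\noindent\emph{Step 2: the case $|z_p|<b$} (Figure~\ref{fig:path}). Choose $\theta\in(0,1]$ with $\delta_p:=b-|z_p|-|y_p|\theta/2>0$, and put $t_1=2+2b$, $s=t_1+4+\theta$. Define $\hat y$ as follows: on $[0,1]$ it is linear from $y_0$ to $1$; on $[1,t_1+1]$ it equals $1$; on $[t_1+1,t_1+4]$ it is the path of Lemma~\ref{lem:steer} leading to $(\Delta,Y,Z)=(\Delta_p,0,z_p-y_p\theta/2)$; on $[s-\theta,s]$ it is linear from $0$ to $y_p$. On the last interval the displacement is monotone with total $y_p\theta/2$, so by Lemma~\ref{lem:stop}(d) $\hat Z$ moves monotonically from $z_p-y_p\theta/2$ to $z_p$. Thus $|\hat Z|\le b-\delta_p$ on $[s-\theta,s]$, and the final state is $p$.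

Let $h_1$ and $h_2$ be smooth with integral $1$ and with compact support in $(t_1,t_1+1)$ and $(s-\theta,s)$, respectively. Let $h_3$ be smooth, zero on a neighborhood of $[0,s-\theta]$, with $h_3(s)=1$ and $\int_0^sh_3=0$, so that it moves $Y_s$ without moving $Z_s$; for instance $h_3=\chi-(\int_0^s\chi)h_2$ with $\chi$ smooth, zero near $[0,s-\theta]$, and $\chi(s)=1$. The three functions are linearly independent, because only $h_3$ is nonzero at $s$ and $h_1,h_2$ have disjoint supports. Choose $\epsilon$ with $\epsilon H<\frac1{2+2b}$ and $L_s\epsilon H<\delta_p$, and then $\rho,\eta$ so small that \eqref{eq:small0} holds and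
\[
\bar\epsilon\le\frac1{2+2b},\qquad L_s(\rho+\bar\epsilon)<\delta_p .
\]
Let $(\mathbf x,\omega,\xi)$ be admissible. By \eqref{eq:tube}, $Y\ge1-\bar\epsilon>0$ on $[1,t_1+1]$, and $\int_1^{t_1}Y\ge(1-\bar\epsilon)(1+2b)\ge2b$. Since $Z_1\ge-b$, Lemma~\ref{lem:stop}(d) gives $Z=b$ on $[t_1,t_1+1]$; this is where $b<\infty$ is used. By \eqref{eq:stab}, $\|Z-\hat Z\|\le L_s(\rho+\bar\epsilon)<\delta_p$, so $|Z|<b$ on $[s-\theta,s]$. Now fix $\mathbf x,\omega$ and follow the dependence on $\xi$.
\begin{itemize}
\item On $[0,t_1]$ all $h_i$ vanish, so nothing depends on $\xi$.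
\item On $[t_1,t_1+1]$ we have $Z\equiv b$, so $\Delta_{t_1+1}=\Delta_{t_1}+\int_{t_1}^{t_1+1}(y+\omega)\,dr+\xi_1$, while $Y_{t_1+1}=y+\omega_{t_1+1}$ and $Z_{t_1+1}=b$ do not depend on $\xi$.
\item On $[t_1+1,s-\theta]$ we have $Y=y+\omega$. By Lemma~\ref{lem:stop}(c), $Z$ does not depend on $\xi$, and neither does the increment $\int Y-(Z_{s-\theta}-b)$ of $\Delta$.
\item On $[s-\theta,s]$, $\Delta$ is constant, $Z_s=Z_{s-\theta}+\int_{s-\theta}^s(y+\omega)\,dr+\xi_2$, and $Y_s=y+\omega_s+\xi_3$.
\end{itemize}
Hence $(\Delta_s,Z_s,Y_s)-\xi$ does not depend on $\xi$, and $|Z_s|<b$. This is (T).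

\medskip
\noindent\emph{Step 3: the case $z_p=b$, $y_p>0$.} One plastic window at the end suffices. Let $s=5$. On $[0,3]$ let $\hat y$ be the path of Lemma~\ref{lem:steer} leading to $(\Delta,Y,Z)=(\Delta_p-\frac32y_p,0,b)$; on $[3,4]$ let it be linear from $0$ to $y_p$; on $[4,5]$ let it equal $y_p$. Then $\hat Z=b$ on $[3,5]$, $\hat\Delta$ increases by $\frac12y_p+y_p$ there, and the final state is $p$. Let $h_1$ be smooth with compact support in $(4,5)$ and integral $1$, and let $h_2$ be smooth, zero on a neighborhood of $[0,4]$, with $h_2(5)=1$ and $\int_0^5h_2=0$. Choose $\epsilon$ with $\epsilon H<1$ and $L_5\epsilon H<y_p/8$, and then $\rho,\eta$ so small that \eqref{eq:small0} holds and $L_5(\rho+\bar\epsilon)\le y_p/8$; in particular $\bar\epsilon\le y_p/4$. A perturbed trajectory may be slightly below $b$ at time $3$, and the interval $[\frac72,4]$ brings it back: $Z_{7/2}\ge b-y_p/8$ by \eqref{eq:stab}, and $Y\ge y_p/2-\bar\epsilon\ge y_p/4$ on $[\frac72,4]$, so $\int_{7/2}^4Y\ge y_p/8$ and $Z_4=b$. On $[4,5]$ we have $Y\ge\frac34y_p>0$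 and $Z=b$. Therefore $\mathbf X_5\in\mathcal S_p$,
\[
\Delta_5=\Delta_4+\int_4^5(y+\omega)\,dr+\xi_1,\qquad Y_5=y+\omega_5+\xi_2 ,
\]
and $\Delta_4$ does not depend on $\xi$. This is (T).
\end{proof}

\begin{corollary}\label{cor:lower}
Let $p\in\mathcal S$ and let $s,N$ be as in Proposition~\ref{prop:key}. For every compact $\mathcal K\subset\bar{\mathcal D}$ there is $c_{\mathcal K}>0$ such that
\[
P_s(\mathbf x,A)\ge c_{\mathcal K}\,m(A\cap N)^2\qquad\text{for all }\mathbf x\in\mathcal K\text{ and all Borel }A .
\]
In particular, $m(A\cap N)>0$ implies $P_s(\mathbf x,A)>0$ for every $\mathbf x\in\bar{\mathcal D}$.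
\end{corollary}

\begin{proof}
Cover $\mathcal K$ by finitely many of the balls of Proposition~\ref{prop:key}, with constants $c_j,R_j$. For $\mathbf x\in\mathcal K$ in the $j$-th ball, Lemma~\ref{lem:girsanov}(b) with $T=s$ and $\mathcal E=\{\mathbf X_s\in A,\ \sup|Y|\le R_j\}$ gives $P_s(\mathbf x,A)\ge e^{-\Lambda_j^2s/\sigma^2}c_j^2\,m(A\cap N)^2$, where $\Lambda_j$ is the supremum of $|F|$ over the bounded set $\{|x'|\le\max_{\mathcal K}|x|+R_js,\ |y'|\le R_j\}$. For the last assertion take $\mathcal K=\{\mathbf x\}$.
\end{proof}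

From now on $s_0$ and $N_0$ denote the time and the set of Proposition~\ref{prop:key} for $p=(0,0,0)$, and $P=P_{s_0}$.

\section{Uniqueness}\label{sec:unique}

Two different invariant measures produce two mutually singular ones; each of these must charge every non-null part of $N_0$; and $N_0$ is not null. The argument concerns the single kernel $P$.

\begin{proposition}\label{prop:unique}
There is at most one probability measure $\mu$ on $\bar{\mathcal D}$ with $\mu P=\mu$.
\end{proposition}

\begin{proof}
Suppose $\mu_1\ne\mu_2$ are two such measures, and let $\nu=\mu_1-\mu_2$, so that $\nu=\nu P$. By the Hahn--Jordan decomposition there is a Borel set $\mathcal H$ such that $\nu^+(A)=\nu(A\cap\mathcal H)$ and $\nu^-(A)=-\nu(A\setminus\mathcal H)$ are nonnegative measures with $\nu=\nu^+-\nu^-$. For every Borel $A$,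
\[
\nu^+(A)=(\nu P)(A\cap\mathcal H)=(\nu^+P)(A\cap\mathcal H)-(\nu^-P)(A\cap\mathcal H)\le(\nu^+P)(A).
\]
The measures $\nu^+$ and $\nu^+P$ have the same finite total mass, so this inequality, applied to $A$ and to $A^c$, forces $\nu^+=\nu^+P$. Then $\nu^-=\nu^+-\nu$ satisfies $\nu^-=\nu^-P$. Since $\nu\ne0$ and $\nu(\bar{\mathcal D})=0$, both $\nu^+$ and $\nu^-$ are nonzero. From $0=\nu^+(\mathcal H^c)=\int P(\mathbf x,\mathcal H^c)\,\nu^+(d\mathbf x)$ there is a point $\mathbf x$ with $P(\mathbf x,\mathcal H^c)=0$, and Corollary~\ref{cor:lower} gives $m(\mathcal H^c\cap N_0)=0$. From $0=\nu^-(\mathcal H)=\int P(\mathbf x,\mathcal H)\,\nu^-(d\mathbf x)$ there is a point $\mathbf x'$ with $P(\mathbf x',\mathcal H)=0$, and so $m(\mathcal H\cap N_0)=0$. Hence $m(N_0)=0$, a contradiction.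
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:A}]
An invariant probability measure satisfies $\mu P=\mu$, so there is at most one by Proposition~\ref{prop:unique}. The proof used only $\sigma>0$ and the Lipschitz property of $F$, the latter in Proposition~\ref{prop:wp} and Lemma~\ref{lem:girsanov}. Under (H) existence is known, and it is proved again in Proposition~\ref{prop:exist}.
\end{proof}

\begin{remark}[Existence needs a sign condition]\label{rem:sign}
If $F$ does not depend on $x$, there is no invariant probability measure. Indeed, \eqref{eq:svi} then commutes with the translations $\mathbf x\mapsto\mathbf x+(\xi,0,0)$, so the translates of an invariant $\mu$ are invariant and equal $\mu$ by Theorem~\ref{thm:A}; the slabs $\{j\le x<j+1\}$, $j\in\mathbb Z$, would all have the same mass, with sum $1$. This applies to $f=-c_0y+k\alpha x$, which satisfies all of (H) with $c_1=k\alpha$, $d_0=c_0$, $c_2=d_2=0$, except that $d_1=k\alpha$. So the strict inequality $d_1<k\alpha$ cannot be relaxed to $d_1\le k\alpha$.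
\end{remark}

\section{Existence and exponential convergence}\label{sec:rate}

In this section $F$ is given by \eqref{eq:F} and (H) holds.

\subsection{Lyapunov functions}

For $U\in C^2(\mathbb R^2)$, regarded as a function on $\bar{\mathcal D}$ that does not depend on $z$, let $\mathcal AU=y\,\partial_xU+F\,\partial_yU+\frac{\sigma^2}2\partial_y^2U$. Because $U$ does not involve $z$, It\^o's formula needs only the first line of \eqref{eq:svi}: $dU(\mathbf X_t)=\mathcal AU(\mathbf X_t)\,dt+\sigma\,\partial_yU(\mathbf X_t)\,dW_t$. An energy of the form $\frac12y^2+\frac12k_0x^2$ dissipates only through $y^2$. The cross term $\varepsilon_0xy$ in $V$ produces a negative multiple of $x^2$ at the cost of $+\varepsilon_0y^2$, and the coefficient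
\[
k_0=k\alpha-c_1+\varepsilon_0d_0
\]
is the one that makes all $xy$ terms cancel.

\begin{lemma}\label{lem:lyap}
The form $V$ is positive definite, and there is $\delta_0>0$ with the following property. For $U=V$, and for $U=e^{\delta V}$ with $0<\delta\le\delta_0$, the sets $\{U\le r\}\subset\bar{\mathcal D}$ are compact and there are $\lambda_U,K>0$ with
\begin{equation}\label{eq:drift}
P_tU\le e^{-\lambda_Ut}U+K\qquad(t\ge0).
\end{equation}
Every invariant probability measure satisfies $\int U\,d\mu\le K$.
\end{lemma}

\begin{proof}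
We have $V=\frac12(y+\varepsilon_0x)^2+\frac12(k_0-\varepsilon_0^2)x^2$, and $c_1\le k\alpha$, $d_0\ge c_0>0$ give $k_0-\varepsilon_0^2\ge\varepsilon_0(c_0-\varepsilon_0)>0$. So $V$ is positive definite, its sublevel sets in $\bar{\mathcal D}$ are compact, and $V_y^2=(y+\varepsilon_0x)^2\le2V$. With $V_x=\varepsilon_0y+k_0x$, $V_y=y+\varepsilon_0x$, $V_{yy}=1$,
\[
\mathcal AV=\varepsilon_0y^2+k_0xy+yf+\varepsilon_0xf-k\alpha xy-\varepsilon_0k\alpha x^2-k(1-\alpha)z(y+\varepsilon_0x)+\tfrac{\sigma^2}2 .
\]
Insert the two inequalities of (H). The coefficient of $xy$ becomes $k_0+c_1-\varepsilon_0d_0-k\alpha=0$, and $|z|\le b$, so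
\[
\mathcal AV\le-(c_0-\varepsilon_0)y^2-\varepsilon_0(k\alpha-d_1)x^2+k(1-\alpha)b\,(|y|+\varepsilon_0|x|)+c_2+\varepsilon_0d_2+\tfrac{\sigma^2}2 .
\]
Here $c_*=\min(c_0-\varepsilon_0,\varepsilon_0(k\alpha-d_1))$ is positive because $c_0>0$ and $d_1<k\alpha$. The linear terms are at most $\frac{c_*}2(x^2+y^2)$ plus a constant, and $V\le C_V(x^2+y^2)$ for some $C_V$. Hence $\mathcal AV\le-\lambda V+C_0$ with $\lambda=c_*/(2C_V)$ and some $C_0>0$. For $0<\delta\le\delta_0:=\lambda/(2\sigma^2)$,
\[
\mathcal Ae^{\delta V}=\delta e^{\delta V}\Big(\mathcal AV+\tfrac{\delta\sigma^2}2V_y^2\Big)\le\delta e^{\delta V}\Big(C_0-\tfrac\lambda2V\Big)=-\delta e^{\delta V}+\delta e^{\delta V}\Big(C_0+1-\tfrac\lambda2V\Big),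
\]
and the last term is bounded above by $C_1=\delta(C_0+1)e^{2\delta(C_0+1)/\lambda}$, being negative when $V>2(C_0+1)/\lambda$. In both cases $U\ge0$ and $\mathcal AU\le-\lambda_UU+C_U$ with $\lambda_U,C_U>0$.

Let $\tau_j$ be the exit time of $\mathbf X$ from the ball of radius $j$; $\tau_j\to\infty$ since the paths are continuous on $[0,\infty)$. It\^o's formula for $e^{\lambda_Ut}U(\mathbf X_t)$ gives $E[e^{\lambda_U(t\wedge\tau_j)}U(\mathbf X_{t\wedge\tau_j})]\le U(\mathbf x)+\int_0^tC_Ue^{\lambda_Ur}dr\le U(\mathbf x)+Ke^{\lambda_Ut}$ with $K=C_U/\lambda_U$, and Fatou's lemma gives \eqref{eq:drift}. If $\mu$ is invariant, then, since $P_t(U\wedge j)\le(P_tU)\wedge j$,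
\[
\int U\wedge j\,d\mu=\int P_t(U\wedge j)\,d\mu\le\int(e^{-\lambda_Ut}U+K)\wedge j\,d\mu\ \longrightarrow\ K\wedge j\qquad(t\to\infty)
\]
by dominated convergence. Let $j\to\infty$.
\end{proof}

\subsection{Contraction}

Fix $U$ as in Lemma~\ref{lem:lyap}. We follow Hairer and Mattingly's proof of Harris' theorem: far out, \eqref{eq:drift} contracts the weight $U$; on a sublevel set of $U$, the transition probabilities overlap; a suitable seminorm combines the two effects. The set function $A\mapsto m(A\cap N_0)^2$ in Corollary~\ref{cor:lower} is not a measure, so we do not have a bound $P(\mathbf x,\cdot)\ge a\nu$ by a probability measure $\nu$. The argument needs only a bound on total variation distances, and that follows from the squared estimate. Recall that for probability measures $\nu_1,\nu_2$ the Hahn--Jordan decomposition of $\nu_1-\nu_2$ gives $\sup_{|\phi|\le1}|\int\phi\,d\nu_1-\int\phi\,d\nu_2|=2\sup_A|\nu_1(A)-\nu_2(A)|$.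

Put $\gamma_0=e^{-\lambda_Us_0}$, $r=4K/(1-\gamma_0)$, $\mathcal K_r=\{U\le r\}$ and $a=\min(\frac14c_{\mathcal K_r}m(N_0)^2,\frac12)$.

\begin{lemma}\label{lem:overlap}
If $\mathbf x,\mathbf x'\in\mathcal K_r$ and $|\phi|\le1$, then $|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2(1-a)$.
\end{lemma}

\begin{proof}
Let $A$ be Borel. Either $m(A\cap N_0)\ge\frac12m(N_0)$, and then $P(\cdot,A)\in[a,1]$ on $\mathcal K_r$ by Corollary~\ref{cor:lower}; or $m(A^c\cap N_0)\ge\frac12m(N_0)$, and then $P(\cdot,A)\in[0,1-a]$ on $\mathcal K_r$. In both cases $|P(\mathbf x,A)-P(\mathbf x',A)|\le1-a$.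
\end{proof}

Let $\beta=a/(\gamma_0r+2K)$. This weight is small enough that the part of $\phi$ exceeding $1$ uses up only half of the gain $2a$ of Lemma~\ref{lem:overlap}. For Borel $\phi$ define
\[
[\phi]_\beta=\sup_{\mathbf x\ne\mathbf x'}\frac{|\phi(\mathbf x)-\phi(\mathbf x')|}{2+\beta U(\mathbf x)+\beta U(\mathbf x')} .
\]
If $|\phi|\le1+\beta U$, then $[\phi]_\beta\le1$. Up to an additive constant the converse holds, and this is the first step of the next proof.

\begin{lemma}\label{lem:contract}
There is $\gamma_1<1$ such that $[P\phi]_\beta\le\gamma_1[\phi]_\beta$ whenever $[\phi]_\beta<\infty$.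
\end{lemma}

\begin{proof}
By homogeneity let $[\phi]_\beta\le1$. Put $q=\inf(1+\beta U-\phi)<\infty$. Then $\phi+q\le1+\beta U$, and
\[
\phi(\mathbf x)+q=\inf_{\mathbf x'}\big(\phi(\mathbf x)-\phi(\mathbf x')+1+\beta U(\mathbf x')\big)\ge-1-\beta U(\mathbf x),
\]
because $\phi(\mathbf x)-\phi(\mathbf x')\ge-2-\beta U(\mathbf x)-\beta U(\mathbf x')$ for all $\mathbf x'$. So $q$ is finite and $|\phi+q|\le1+\beta U$. Adding a constant changes neither $[\phi]_\beta$ nor $[P\phi]_\beta$, so we may assume $|\phi|\le1+\beta U$. Let $\mathbf x\ne\mathbf x'$ and $u=U(\mathbf x)+U(\mathbf x')$; by \eqref{eq:drift}, $PU(\mathbf x)+PU(\mathbf x')\le\gamma_0u+2K$.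

If $u\ge r$, then $2K=\frac{1-\gamma_0}2r\le\frac{1-\gamma_0}2u$, so
\[
|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2+\beta(\gamma_0u+2K)\le2+\tfrac{1+\gamma_0}2\beta u\le\gamma_2(2+\beta u),\qquad\gamma_2=\frac{2+\frac{1+\gamma_0}2\beta r}{2+\beta r}<1 ,
\]
where the last inequality holds because $u\mapsto(2+\frac{1+\gamma_0}2\beta u)/(2+\beta u)$ is decreasing.

If $u<r$, then $\mathbf x,\mathbf x'\in\mathcal K_r$. Write $\phi=\phi_1+\phi_2$ with $\phi_1=(\phi\wedge1)\vee(-1)$, so that $|\phi_2|=(|\phi|-1)^+\le\beta U$. By Lemma~\ref{lem:overlap} and the choice of $\beta$,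
\[
|P\phi(\mathbf x)-P\phi(\mathbf x')|\le2(1-a)+\beta(\gamma_0r+2K)=2-a\le(1-\tfrac a2)(2+\beta u).
\]
Take $\gamma_1=\max(\gamma_2,1-\frac a2)$.
\end{proof}

Let $\nu_1,\nu_2$ be probability measures with $\int U\,d\nu_i<\infty$, and let $|\phi|\le1+\beta U$. Integrating $|P^n\phi(\mathbf x)-P^n\phi(\mathbf x')|\le\gamma_1^n(2+\beta U(\mathbf x)+\beta U(\mathbf x'))$ against $\nu_1\otimes\nu_2$ gives
\begin{equation}\label{eq:two}
\Big|\int P^n\phi\,d\nu_1-\int P^n\phi\,d\nu_2\Big|\le\gamma_1^n\Big(2+\beta\int U\,d\nu_1+\beta\int U\,d\nu_2\Big).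
\end{equation}

\begin{proposition}\label{prop:exist}
Under \textup{(H)} there is an invariant probability measure.
\end{proposition}

\begin{proof}
Fix $\mathbf x$ and let $\mu_n=P_{ns_0}(\mathbf x,\cdot)$. Apply \eqref{eq:two} with $\nu_1=\delta_{\mathbf x}$, $\nu_2=\mu_j$ and $\phi=\mathbf 1_A$. By \eqref{eq:drift}, $|\mu_n(A)-\mu_{n+j}(A)|\le\gamma_1^n(2+2\beta U(\mathbf x)+\beta K)$ for all $j$ and $A$. So $\mu_n(A)$ converges uniformly in $A$, and the limit $\mu$ is a probability measure, since uniform convergence preserves countable additivity. From $\mu_{n+1}(A)=\int P(\cdot,A)\,d\mu_n$ we get $\mu=\mu P$. For each $t$, $(\mu P_t)P=(\mu P)P_t=\mu P_t$, so $\mu P_t=\mu$ by Proposition~\ref{prop:unique}.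
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:B}]
Positive definiteness and $\int U\,d\mu\le K$ are in Lemma~\ref{lem:lyap}. Write $t=ns_0+t'$ with $0\le t'<s_0$, and apply \eqref{eq:two} with $\nu_1=P_{t'}(\mathbf x,\cdot)$, for which $\int U\,d\nu_1\le U(\mathbf x)+K$, and $\nu_2=\mu$. If $|\phi|\le1+U$, then $|\phi|\le\max(1,\beta^{-1})(1+\beta U)$, so
\[
\Big|P_t\phi(\mathbf x)-\int\phi\,d\mu\Big|\le\max(1,\beta^{-1})\,\gamma_1^n\,\big(2+2\beta K+\beta U(\mathbf x)\big).
\]
Since $n>t/s_0-1$, we have $\gamma_1^n\le\gamma_1^{-1}e^{-\gamma t}$ with $\gamma=s_0^{-1}\log(1/\gamma_1)>0$.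
\end{proof}

\section{The structure of the invariant measure}\label{sec:structure}

Again $F$ is any Lipschitz function. Let
\[
\tau=\inf\{t\ge0:\Delta_t\ne\Delta_0\}
\]
be the time of the first yield. By continuity, $\{\tau\ge t\}$ is the event that $\Delta$ is constant on $[0,t]$; it belongs to $\mathcal F_t$. This event and its complement split $P_t(\mathbf x,\cdot)$ into two parts. The first lives on the $m$-null plane $\{\Delta=\Delta(\mathbf x)\}$. The second is absolutely continuous, as we now show, and all three parts of Theorem~\ref{thm:C} come from this dichotomy.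

\subsection{After the first yield the law is absolutely continuous}

\begin{lemma}\label{lem:ac}
If $m(A)=0$, then $\mathbb P_{\mathbf x}(\mathbf X_t\in A,\ \tau<t)=0$ for all $\mathbf x\in\bar{\mathcal D}$ and $t>0$.
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:girsanov}(a) it suffices to prove this under $\mathbb Q_{\mathbf x}$. We follow the product structure \eqref{eq:product}: first $(Y_t,Z_t)$, then $\Delta_t$.

\emph{Step 1: if $\bar m(\mathcal N)=0$, then $\mathbb Q_{\mathbf x}((Y_t,Z_t)\in\mathcal N)=0$.} The variable $Y_t=y+\sigma B_t$ has a density; in particular $Y_t\ne0$ almost surely. If $Y_t<0$, then $Y<0$ on some interval $[r,t]$, and $Z_t=\max(-b,Z_r+\int_r^tY)<b$ by Lemma~\ref{lem:stop}(d). If $Y_t>0$, the formula with the minimum gives $Z_t>-b$. So almost surely $\pm Y_t>0$ on $\{Z_t=\pm b\}$. The sets $\{y'>0:(y',b)\in\mathcal N\}$ and $\{y'<0:(y',-b)\in\mathcal N\}$ are Lebesgue null, so the event has probability $0$ on $\{|Z_t|=b\}$. On $\{|Z_t|<b\}$ there is a rational $r\in(0,t)$ with $|Z|<b$ on $[r,t]$, and then $Z_t=Z_r+\int_r^tY$.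 For fixed $r$, conditionally on $\mathcal F_r$, the vector
\[
\Big(Y_t,\ Z_r+\int_r^tY\Big)=\big(Y_r,\ Z_r+(t-r)Y_r\big)+\sigma\Big(B_t-B_r,\ \int_r^t(B_u-B_r)\,du\Big)
\]
is Gaussian with covariance determinant $\sigma^4\big(\frac13-\frac14\big)(t-r)^4>0$, so it lies in the Lebesgue null set $\mathcal N\cap(\mathbb R\times(-b,b))$ with probability $0$. Sum over the countably many $r$.

\emph{Step 2: a yield contains a plastic window with rational endpoints.} On $\{\tau<t\}$ the function $\Delta_u=\Delta_0+\int_0^u(Y-\dot Z)$ is not constant on $[0,t]$, so $\{u<t:\dot Z_u\ne Y_u\}$ has positive measure. By Lemma~\ref{lem:stop}(a) it contains a time $u$ with $|Z_u|=b$, $\dot Z_u=0$ and $\operatorname{sign}(Z_u)Y_u\ge0$; as $Y_u\ne\dot Z_u=0$, the inequality is strict. By continuity $Y$ keeps its sign for a while after $u$, and by Lemma~\ref{lem:stop}(d) $Z$ keeps its value. So there are rationals $0<r_1<r_2<t$ such that one of the events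
\[
\mathcal P^\pm_{r_1,r_2}=\{Z=\pm b\text{ and }\pm Y>0\text{ on }[r_1,r_2]\}
\]
occurs. It suffices to show $\mathbb Q_{\mathbf x}(\mathbf X_t\in A,\ \mathcal P^\pm_{r_1,r_2})=0$ for fixed $r_1,r_2$, and by the symmetry $\mathbf x\mapsto-\mathbf x$ it suffices to treat $\mathcal P=\mathcal P^+_{r_1,r_2}$.

\emph{Step 3: in the window, one Gaussian coordinate translates $\Delta_t$.} Let $h\in C^2[0,t]$ have compact support in $(r_1,r_2)$ and integral $1$, and split $\sigma B=B^\perp+\xi h$ on $[0,t]$ by Lemma~\ref{lem:split}. For $\omega\in C_0[0,t]$ let $I(\omega)$ be the set of $\xi\in\mathbb R$ for which the trajectory driven by $y+\omega+\xi h$ from $\mathbf x$ lies in $\mathcal P$. Define continuous functions of $\omega$ alone: $y^*=y+\omega_t$; $z^*$ is the value at time $t$ of the stop operator started from $b$ at time $r_2$ with input $y+\omega$; and $\Delta^*=\Delta_{r_1}+\int_{r_1}^t(y+\omega)\,dr-(z^*-b)$, where $\Delta_{r_1}$ does not depend on $\xi$ because $h=0$ on $[0,r_1]$. For $\xi\in I(\omega)$ we have $Z_{r_1}=Z_{r_2}=b$ and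 $Y=y+\omega$ on $[r_2,t]$, so Lemma~\ref{lem:stop}(c) gives $(Y_t,Z_t)=(y^*,z^*)$, and $\Delta_t=\Delta_{r_1}+\int_{r_1}^tY-(Z_t-Z_{r_1})=\Delta^*+\xi$.

Let $A_{(y',z')}=\{\Delta':(\Delta'+z',y',z')\in A\}$ and $\mathcal N=\{(y',z'):\mathcal L^1(A_{(y',z')})>0\}$. By \eqref{eq:product} and Fubini's theorem $\bar m(\mathcal N)=0$, so $(Y_t,Z_t)\notin\mathcal N$ almost surely by Step 1. By independence of $B^\perp$ and $\xi$, with the starred quantities evaluated at $\omega=B^\perp$,
\[
\mathbb Q_{\mathbf x}(\mathbf X_t\in A,\ \mathcal P)=E_{\mathbb Q}\Big[\mathbf 1\{(y^*,z^*)\notin\mathcal N\}\int_{I(B^\perp)}\mathbf 1\{\Delta^*+\xi\in A_{(y^*,z^*)}\}\,g(\xi)\,d\xi\Big]=0 ,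
\]
since the inner integral is over a Lebesgue null set of $\xi$ when $(y^*,z^*)\notin\mathcal N$.
\end{proof}

\subsection{Equivalence of $\mu$ and $m$}

\begin{proof}[Proof of Theorem~\ref{thm:C}(i)]
\emph{$m\ll\mu$.} For $p\in\mathcal S$ let $s(p),N(p)$ be as in Proposition~\ref{prop:key}. Each piece of $\mathcal S$ is a separable metric space, so its open cover by the sets $N(p)$ has a countable subcover (Lindel\"of's theorem). If $m(A)>0$, then $m(A\cap N(p))>0$ for some $p$, since $m$ vanishes off $\mathcal S$. By Corollary~\ref{cor:lower}, $P_{s(p)}(\cdot,A)>0$ everywhere, and $\mu(A)=\int P_{s(p)}(\mathbf x,A)\,\mu(d\mathbf x)>0$. A nonempty relatively open subset of $\bar{\mathcal D}$ meets $\mathcal D$ in a nonempty open set, and $m(\mathcal D^\pm)>0$; this gives $\operatorname{supp}\mu=\bar{\mathcal D}$ and $\mu(\mathcal D^\pm)>0$.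

\emph{$\mu\ll m$.} Let $\mathbb P_\mu=\int\mathbb P_{\mathbf x}\,\mu(d\mathbf x)$, under which $\mathbf X_t\sim\mu$ for all $t$. If $m(A)=0$, Lemma~\ref{lem:ac} gives $\mu(A)=\mathbb P_\mu(\mathbf X_t\in A)\le\mathbb P_\mu(\tau\ge t)$ for all $t>0$, so it suffices to show $\mathbb P_\mu(\tau=\infty)=0$. No Lyapunov function is available here; stationarity itself supplies the returns to compact sets. Let $\mathcal K_R=\{\mathbf x\in\bar{\mathcal D}:|\mathbf x|\le R\}$. For $\mathbf x\in\mathcal K_R$, Corollary~\ref{cor:lower} applied to the complement of the $m$-null plane through $\mathbf x$ gives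
\[
\mathbb P_{\mathbf x}(\tau<\infty)\ge P\big(\mathbf x,\{\Delta\ne\Delta(\mathbf x)\}\big)\ge c_{\mathcal K_R}m(N_0)^2=:\delta_R>0 .
\]
On $\{\tau\ge n\}$ we have $\Delta_n=\Delta_0$, so $\tau<\infty$ if and only if the shifted path $(\mathbf X_{n+t})_{t\ge0}$ yields. By the Markov property, $\mathbb P_\mu(\tau<\infty\mid\mathcal F_n)=\mathbb P_{\mathbf X_n}(\tau<\infty)$ almost surely on $\{\tau\ge n\}$. L\'evy's 0--1 law states that $\mathbb P_\mu(\mathcal E\mid\mathcal F_n)\to\mathbf 1_{\mathcal E}$ almost surely for every event $\mathcal E$ in the $\sigma$-algebra generated by the $\mathcal F_n$. Hence, almost surely on $\{\tau=\infty\}$, $\mathbb P_{\mathbf X_n}(\tau<\infty)\to0$, and therefore $\mathbf X_n\in\mathcal K_R$ for only finitely many $n$. On the other hand,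
\[
\mathbb P_\mu(\mathbf X_n\in\mathcal K_R\text{ infinitely often})=\lim_{j\to\infty}\mathbb P_\mu\Big(\bigcup_{n\ge j}\{\mathbf X_n\in\mathcal K_R\}\Big)\ge\mu(\mathcal K_R).
\]
So $\mathbb P_\mu(\tau=\infty)\le1-\mu(\mathcal K_R)$, which tends to $0$ as $R\to\infty$.
\end{proof}

\subsection{The singular part}

\begin{proof}[Proof of Theorem~\ref{thm:C}(ii)]
Fix $\mathbf x\in\mathcal D$ and let $\Delta_0=\Delta(\mathbf x)$. We show that staying elastic for a time $t$ costs at most an exponential in $t$, by returning at each integer time to the compact set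
\[
\mathcal K_0=\{(\Delta_0+z',y',z'):|y'|\le1,\ |z'|\le b/2\}\subset\mathcal D .
\]
Let $\mathcal O$ be the set of paths in $C([0,1];\bar{\mathcal D})$ with $\sup_{[0,1]}|Z|<b$, $|Y_1|<1$ and $|Z_1|<b/2$. It is open.

We claim that $\mathbb P_{\mathbf q}(\mathcal O)>0$ for every $\mathbf q=(q_1,q_2,q_3)\in\mathcal D$. Choose $\theta\in(0,1)$ with $|q_2|\theta/2<b-|q_3|$. Let the velocity go linearly from $q_2$ to $0$ on $[0,\theta]$, so that $Z$ moves monotonically from $q_3$ to $q_3+q_2\theta/2\in(-b,b)$, and on $[\theta,1]$ let it be a bump of constant sign that vanishes at the endpoints and has integral $-(q_3+q_2\theta/2)$, so that $Z$ moves monotonically to $0$. The trajectory lies in $\mathcal O$, and by \eqref{eq:stab} so do the trajectories driven from $\mathbf q$ by uniformly close velocity paths. The support property of Wiener measure gives $\mathbb Q_{\mathbf q}(\mathcal O)>0$, and Lemma~\ref{lem:girsanov}(a) gives the claim.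

The function $\mathbf q\mapsto\mathbb P_{\mathbf q}(\mathcal O)$ is lower semicontinuous: if $\mathbf q_j\to\mathbf q$, the solutions with the same noise converge uniformly by Proposition~\ref{prop:wp}, the indicator of an open set is lower semicontinuous, and Fatou's lemma applies. So it attains its minimum on $\mathcal K_0$, and there is $\epsilon\in(0,1)$ with $\mathbb P_{\mathbf q}(\mathcal O)\ge\epsilon$ on $\mathcal K_0$. On $\mathcal O$ the plastic deformation is almost surely constant, so a solution that starts at $\mathbf x$ or in $\mathcal K_0$ and lies in $\mathcal O$ has $\mathbf X_1\in\mathcal K_0$. Applying the Markov property at the times $1,\dots,\lceil t\rceil-1$,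
\begin{equation}\label{eq:atom}
P_t\big(\mathbf x,\{\Delta=\Delta_0\}\big)\ge\mathbb P_{\mathbf x}(\mathcal O)\,\epsilon^{\lceil t\rceil-1}\ge c\,e^{-\kappa t}\qquad(t>0),
\end{equation}
with $c=\mathbb P_{\mathbf x}(\mathcal O)>0$ and $\kappa=\log(1/\epsilon)>0$. The plane $\{\Delta=\Delta_0\}$ is $m$-null, which proves the first assertion. If $\mu$ is invariant, the plane is $\mu$-null by part (i), and taking it for $A$ proves the second. Finally, indicators are among the test functions of Theorem~\ref{thm:B}, so the left-hand side there is at least $ce^{-\kappa t}$.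
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:C}(iii)]
Fix $t>0$ and $\mathbf x\in\mathcal D$, let $A=\{\Delta=\Delta(\mathbf x)\}$ and $\phi=\mathbf 1_A$. Then $P_t\phi(\mathbf x)>0$ by \eqref{eq:atom}. Let $\mathbf x_n=\mathbf x+(\frac1n,0,0)$ and start the process at $\mathbf x_n$. On $\{\tau\ge t\}$ we have $\Delta_t=\Delta(\mathbf x)+\frac1n$, so $\mathbf X_t\notin A$; and $\mathbb P_{\mathbf x_n}(\mathbf X_t\in A,\ \tau<t)=0$ by Lemma~\ref{lem:ac}, since $m(A)=0$. Hence $P_t\phi(\mathbf x_n)=0$ for all $n$, and $P_t\phi$ is discontinuous at $\mathbf x$.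
\end{proof}

\begin{thebibliography}{9}

\bibitem{Brezis}
H.~Brezis, \emph{Op\'erateurs maximaux monotones}, 1973.

\bibitem{GIW}
Lihong Guo, Harry L.~F.~Ip, Mingyang Wang, \emph{A PDE approach for the invariant measure of stochastic oscillators with hysteresis}, arXiv:2601.07039 (2026).

\bibitem{KS}
Karatzas and Shreve, \emph{Brownian Motion and Stochastic Calculus}.

\end{thebibliography}
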